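# Zero-error identification of anomalous unitaries: local tests against an adaptive protocol

Throughout, $d\ge 2$, $I$ is an identity operator, $M_d$ is the space of complex $d\times d$ matrices, $\mathrm{tr}$ is the trace on $M_d$ or $M_d\otimes M_d$, and $\mathrm{Tr}$ is the trace on spaces of Choi vectors. All integrals $dU$, $dV$ are over Haar measure on $\mathrm{SU}(d)$, normalized to $1$.

## 1. Choi vectors, testers, and the zero-error condition

**Definition 1 (Choi vector, Choi operator).** For $A\in M_d$ put
$$|A\rangle\rangle=(A\otimes I)\sum_{i=1}^d|i\rangle|i\rangle\in\mathbb C^d_{\rm out}\otimes\mathbb C^d_{\rm in}.$$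
A channel with Kraus operators $K_1,K_2,\dots$ (so $\sum_aK_a^\dagger K_a=I$) has Choi operator $C=\sum_a|K_a\rangle\rangle\langle\langle K_a|$.

Three identities are used all the time, and each follows from the definition in one line:
$$\langle\langle A|B\rangle\rangle=\mathrm{tr}\,A^\dagger B,\qquad (A\otimes B^T)|X\rangle\rangle=|AXB\rangle\rangle,\qquad \mathrm{Tr}_{\rm out}|A\rangle\rangle\langle\langle B|=(B^\dagger A)^T. \tag{1}$$
By the last one, a Choi operator of a channel satisfies $\mathrm{Tr}_{\rm out}C=I$ and $\mathrm{Tr}\,C=d$.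

*Example.* $|I\rangle\rangle$ has squared norm $d$, and $|\Phi\rangle=d^{-1/2}|I\rangle\rangle$ is the maximally entangled unit vector. A matrix $A$ is traceless exactly when $|A\rangle\rangle\perp|I\rangle\rangle$. For $d=2$ and $Z=\mathrm{diag}(1,-1)$ we have $|Z\rangle\rangle=|00\rangle-|11\rangle$, orthogonal to $|00\rangle+|11\rangle$.

We are given $n$ devices. A protocol uses each of them exactly once and ends with an outcome: a $k$-subset $r$ of $[n]=\{1,\dots,n\}$, or the inconclusive outcome "?".

**Definition 2 (tester).** A tester is a family $T_r\ge0$ ($r\subset[n]$, $|r|=k$) together with $T_?\ge0$, acting on the tensor product of the $n$ output and $n$ input spaces, whose sum $\Theta$ satisfies $\mathrm{Tr}(\Theta C)=1$ for every Choi operator $C$ of a tensor product of $n$ channels. The probability of outcome $r$ on $C$ is $\mathrm{Tr}(T_rC)$. A parallel tester is one with $\Theta=I_{\rm out}\otimes\sigma_{\rm in}$, where $\sigma$ is a density operator on the $n$ inputs.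

Every physical protocol, parallel or sequential (adaptive), gives such a family. Indeed, we may purify it: prepare a pure state, alternate the devices with isometries, and measure at the end. If the devices act by operators $K_1,\dots,K_n$, the final unnormalized vector for outcome $r$ is linear in $|K_1\rangle\rangle\otimes\cdots\otimes|K_n\rangle\rangle$, say $L_r(|K_1\rangle\rangle\otimes\cdots\otimes|K_n\rangle\rangle)$, so its probability is given by $T_r=L_r^\dagger L_r\ge0$. For channels one sums over Kraus operators. Some outcome always occurs, so $\mathrm{Tr}(\Theta C)=1$.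

*Example (one device, parallel).* Feed $|\sqrt\rho\rangle\rangle$, with $\rho$ a density matrix, so that the device acts on the first factor and the second factor is kept as a reference. Then measure a POVM $\{E_a\}$. By (1), $(K\otimes I)|\sqrt\rho\rangle\rangle=(I\otimes\sqrt\rho^{\,T})|K\rangle\rangle$, so the tester elements are $(I\otimes\sqrt\rho^{\,T})E_a(I\otimes\sqrt\rho^{\,T})$, with sum $I\otimes\rho^T$. For $\rho=I/d$ the input is $|\Phi\rangle$ and the elements are $E_a/d$.

*Example (two devices, adaptive).* Feed the first device the maximally mixed state, measure its output in a basis, and on outcome $j$ feed the second device $|\sqrt{\rho_j}\rangle\rangle$. Then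
$$\Theta=\sum_j|j\rangle\langle j|_{{\rm out}_1}\otimes\tfrac1dI_{{\rm in}_1}\otimes I_{{\rm out}_2}\otimes(\rho_j^T)_{{\rm in}_2}.$$
Since $\mathrm{Tr}[(I\otimes\rho_j^T)C_2]=\mathrm{tr}\rho_j=1$, we get $\mathrm{Tr}(\Theta\, C_1\otimes C_2)=\frac1d\mathrm{Tr}\,C_1=1$. If the $\rho_j$ are not all equal, $\Theta$ is not the identity on ${\rm out}_1$, so this tester is not parallel.

Now the hypotheses. Every normal device applies $I$. Exactly $k$ devices are anomalous, and they all apply the same unknown $U\in\mathrm{SU}(d)$, which is Haar-distributed. The anomalous set $r$ is uniform among the $N=\binom nk$ subsets of size $k$. For $A\in M_d$ and $s\subset[n]$ put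
$$v_s(A)=\bigotimes_{i\in s}|A\rangle\rangle_i\otimes\bigotimes_{i\notin s}|I\rangle\rangle_i,\qquad \Omega_r=\int v_r(U)v_r(U)^\dagger\,dU. \tag{2}$$

**Definition 3 (zero error, $P_{\rm opt}$).** A tester is zero-error if $\mathrm{Tr}(T_r\Omega_s)=0$ whenever $r\neq s$. Its success probability is $\frac1N\sum_r\mathrm{Tr}(T_r\Omega_r)$, and $P_{\rm opt}$ is the optimal value over zero-error testers.

*Example.* For $n=2$, $k=1$ the hypotheses are the averages of the projectors onto $|U\rangle\rangle|I\rangle\rangle$ and onto $|I\rangle\rangle|U\rangle\rangle$. Zero error says that $T_{\{1\}}$ gives probability $0$ on the second average. The family $T_?=\frac1{d^2}I$, $T_{\{1\}}=T_{\{2\}}=0$ is a zero-error tester with success probability $0$.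

All upper bounds for general testers below use only the stated property of $\Theta$, and all lower bounds use explicit physical protocols. So it makes no difference whether $P_{\rm opt}$ is taken over the family of Definition 2 or only over sequential protocols.

We write
$$t=\mathrm{tr}\,U,\qquad U_0=U-\tfrac td I,\qquad g(U)=1-\frac{|t|^2}{d^2}.$$
Then $\mathrm{tr}\,U_0=0$ and
$$U_0^\dagger U_0=I-\tfrac1d(\bar tU+tU^\dagger)+\tfrac{|t|^2}{d^2}I,\qquad \mathrm{tr}\,U_0^\dagger U_0=d-\tfrac{|t|^2}{d}=d\,g. \tag{3}$$

**Definition 4 (local parallel strategy).** Feed $|\Phi\rangle$ to each device, measure $\{|\Phi\rangle\langle\Phi|,\ \Pi_1=I-|\Phi\rangle\langle\Phi|\}$, and flag the device if the outcome is $\Pi_1$. If exactly $k$ devices are flagged, output the flagged set; otherwise output "?".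

A normal device returns $|\Phi\rangle$ and is never flagged, so the strategy has zero error. An anomalous device stays unflagged with probability $|\langle\Phi|(U\otimes I)|\Phi\rangle|^2=|t|^2/d^2$, so it is flagged with probability $g$. Hence the success probability is, for every $n$,
$$P_s(k,d)=\int g^k\,dU=\frac1{d^{2k}}\sum_{m=0}^k(-1)^m\binom km f_{m,d}\,d^{2(k-m)},\qquad f_{m,d}=\int|\mathrm{tr}\,U|^{2m}dU. \tag{4}$$

*Example.* With $f_{1,d}=1$ and $f_{2,d}=2$ (checked in Section 3) we get $P_s(1,d)=1-\frac1{d^2}$ and $P_s(2,d)=1-\frac2{d^2}+\frac2{d^4}$. So $P_s(2,2)=\frac58$ and $P_s(2,3)=\frac{65}{81}$.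

**Definition 5 (spectral radius of covering).** $R(U)=\min_{c\in\mathbb C}\|U-cI\|$ in operator norm. Since $U$ is normal, $R(U)$ is the radius of the smallest disc containing the spectrum of $U$.

*Example.* For $d=2$ and eigenvalues $e^{\pm i\theta}$, the smallest disc has center $\cos\theta$ and radius $|\sin\theta|$. For $d=3$ and $U=e^{i\pi/3}\mathrm{diag}(-1,1,1)\in \mathrm{SU}(3)$, we have $R=1$, $|t|=1$ and $g=\frac89$, so here $R^2>g$. In general $g\le R^2$, because for every $c$ we have $d\,g=\mathrm{tr}\,U_0^\dagger U_0\le\mathrm{tr}(U-cI)^\dagger(U-cI)\le d\,\|U-cI\|^2$; the first inequality holds because $t/d$ is the point $c$ that minimizes the middle expression.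

## 2. Is testing each device separately the best zero-error protocol?

The local strategy never lets devices interact and never adapts. It also uses nothing about the fact that all anomalous devices apply the *same* $U$. Still, it succeeds with a probability that does not depend on $n$. The problem, from Santiago Llorens, Arnau Diebra, Michal Sedlák, Ramon Muñoz-Tapia, "Exact identification of unknown unitary processes", arXiv:2605.04981 (2026), is to prove or disprove:

**Conjecture.** For all $d\ge2$, $k\ge1$, $n\ge2k$, the optimal zero-error success probability over all testers, including general sequential designs, equals $P_s(k,d)$.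

The conjecture is false as stated. The following four theorems will be proved.

**Theorem 1.** Let $n\ge2k$.
(a) If $d=2$ or $k=1$, then $P_{\rm opt}=P_s(k,d)$.
(b) If $d\ge3$ and $k\ge2$, then $P_{\rm opt}>P_s(k,d)$, and the improvement is achieved by a sequential protocol whose success probability does not depend on $n$. For $k=2$,
$$P_{\rm opt}\ \ge\ P_s(2,d)+\frac{(d^2-4)^2}{d^4(d+1)(d^4-2d^2+4d-6)}.$$
For $d=3$, $k=2$ this gives at least $\frac{65}{81}+\frac{25}{22356}$.

**Theorem 2.** For $n\ge2k$ and all $d\ge 2$: $P_{\rm opt}\le\int R(U)^{2k}\,dU$.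

**Theorem 3.** If $k\le n<2k$, the local strategy is strictly suboptimal for every $d\ge2$. Together with Theorem 1: for $1\le k\le n$ and $d\ge2$, the local strategy is optimal if and only if $n\ge2k$ and ($d=2$ or $k=1$).

**Theorem 4.** For $k=2$, $n\ge4$ and all $d\ge2$, the local strategy is optimal among parallel testers. So for $d\ge3$ there is a strict separation between parallel and sequential testers.

For $d\ge3$, $k\ge2$, $n\ge 2k$ the exact value of $P_{\rm opt}$ is not determined here; the theorems give $P_s(k,d)<P_{\rm opt}\le\int R(U)^{2k}dU$.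

## 3. Schur orthogonality in degrees one and two

We recall the textbook facts that do all the integration. For an irreducible unitary representation $\pi$ of $\mathrm{SU}(d)$,
$$\int\mathrm{tr}(X\pi(U))\,\overline{\mathrm{tr}(Y\pi(U))}\,dU=\frac{\mathrm{tr}(XY^\dagger)}{\dim\pi},$$
and the corresponding integral with two inequivalent irreducible representations vanishes.

*Degree one.* With $\pi(U)=U$ we have $\int|\mathrm{tr}\,X^\dagger U|^2dU=\frac1d\mathrm{tr}X^\dagger X$ for all $X$, that is,
$$\int|U\rangle\rangle\langle\langle U|\,dU=\tfrac1dI. \tag{5}$$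

*Degree two.* Let $F$ be the swap on $\mathbb C^d\otimes\mathbb C^d$ and $P_\pm=\frac12(I\pm F)$. The representation $U\otimes U$ splits into $\mathrm{Sym}^2\mathbb C^d$ and $\Lambda^2\mathbb C^d$, the ranges of $P_\pm$. These are irreducible of dimensions $d_\pm=\frac{d(d\pm1)}2$, hence inequivalent. Therefore
$$\int\mathrm{tr}(XU^{\otimes2})\,\overline{\mathrm{tr}(YU^{\otimes2})}\,dU=\frac{\mathrm{tr}(P_+XP_+Y^\dagger)}{d_+}+\frac{\mathrm{tr}(P_-XP_-Y^\dagger)}{d_-}. \tag{6}$$
Their characters $\chi_\pm$ satisfy $t^2=\chi_++\chi_-$ and $\mathrm{tr}\,U^2=\chi_+-\chi_-$. So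
$$\int|t|^2dU=1,\qquad\int|t|^4dU=2,\qquad\int\bar t^{\,2}\,\mathrm{tr}\,U^2\,dU=1-1=0. \tag{7}$$
Finally, an operator $G$ that commutes with all $V\otimes V$ is a combination of $P_+$ and $P_-$, that is, $G=\gamma I+b\,(F-\frac1dI)$. Since $\mathrm{tr}F=d$ and $F^2=I$, we have $\mathrm{tr}(F-\frac1dI)=0$ and $\mathrm{tr}\,F(F-\frac1dI)=\mathrm{tr}(F-\frac1dI)^2=d^2-1$, hence
$$\gamma=\frac{\mathrm{tr}\,G}{d^2},\qquad b=\frac{\mathrm{tr}\,G(F-\frac1dI)}{d^2-1}. \tag{8}$$

## 4. One anomaly among two devices, two among four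

**Case $n=2$, $k=1$.** Write $|U\rangle\rangle=\frac td|I\rangle\rangle+|U_0\rangle\rangle$. The two hypotheses give the vectors
$$\tfrac td|I\rangle\rangle|I\rangle\rangle+|U_0\rangle\rangle|I\rangle\rangle,\qquad \tfrac td|I\rangle\rangle|I\rangle\rangle+|I\rangle\rangle|U_0\rangle\rangle .$$
By zero error, $T_{\{1\}}$ kills $|I\rangle\rangle|U\rangle\rangle$ for all $U$, in particular for $U=I$: so $T_{\{1\}}|I\rangle\rangle|I\rangle\rangle=0$. Hence $T_{\{1\}}$ sees only $|U_0\rangle\rangle|I\rangle\rangle$ under the first hypothesis. Intuitively, the component of $U$ along the identity can never be used.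

How much can it get from $U_0$? Let $W_0=I,W_1,\dots,W_{d^2-1}$ be the Weyl unitaries $X^aZ^b$ (shift and clock matrices). They satisfy $\mathrm{tr}\,W_a^\dagger W_b=d\,\delta_{ab}$, so $\{d^{-1/2}|W_a\rangle\rangle\}$ is an orthonormal basis. Since $|U_0\rangle\rangle=\Pi_1|U\rangle\rangle$, formula (5) gives
$$\int|U_0\rangle\rangle\langle\langle U_0|\,dU=\tfrac1d\Pi_1=\frac1{d^2}\sum_{a\neq0}|W_a\rangle\rangle\langle\langle W_a|. \tag{9}$$
Every $W_a$ is unitary, so $|W_a\rangle\rangle|I\rangle\rangle$ comes from an actual product of channels and $T_{\{1\}}\le\Theta$ has expectation at most $1$ in it. So the success probability is at most $\frac{d^2-1}{d^2}=P_s(1,d)$. In this case the local strategy is optimal.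

**Case $n=4$, $k=2$.** Take $r=\{1,2\}$. We would like to remove the identity part of both copies of $U$. Expanding $v_{12}(U)$ gives a term with no $U_0$, two terms with one $U_0$ (at site 1 or 2), and one term with $U_0$ at both sites. The first is killed by $T_{12}$, as before, but a term with a single $U_0$ is not itself of the form $v_s$. Use the other hypotheses: $T_{12}$ kills $v_{23}(U)$, $v_{14}(U)$, $v_{34}(U)$, so it takes the same value on $v_{12}(U)$ and on
$$v_{12}(U)-v_{23}(U)-v_{14}(U)+v_{34}(U).$$
The sites carrying a single $U_0$ in the four terms are $\{1,2\},\{2,3\},\{1,4\},\{3,4\}$, and with the signs $+,-,-,+$ they cancel: $(1+2)-(2+3)-(1+4)+(3+4)=0$. So here too only the traceless parts matter. We needed two normal devices, 3 and 4, to stand in for 1 and 2; this is where $n\ge2k$ enters.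

## 5. The exchange lemma

**Lemma 1.** Let $(T_r,T_?)$ be a zero-error tester.
(i) $T_rv_s(A)=0$ for all $A\in M_d$ and all $k$-sets $s\ne r$.
(ii) If $n\ge2k$, then $T_rv_r(A)=T_rv_r(A-cI)$ for all $A\in M_d$ and $c\in\mathbb C$.

**Proof of (i): from unitaries to all matrices.** The zero-error condition is $\int\langle v_s(U)|T_r|v_s(U)\rangle dU=0$. The integrand is continuous and nonnegative, and Haar measure has full support, so it vanishes for every $U\in\mathrm{SU}(d)$. As $T_r\ge0$, this gives $T_rv_s(U)=0$.

Let $p(A)$ be any component of the vector $T_rv_s(A)$. It is a homogeneous polynomial of degree $k$ in the entries of $A$ (no complex conjugates occur), and it vanishes on $\mathrm{SU}(d)$. A general unitary is $e^{i\alpha}V'$ with $V'\in\mathrm{SU}(d)$, and $p(e^{i\alpha}V')=e^{ik\alpha}p(V')=0$. Now let $A$ be arbitrary, with singular value decomposition $A=V\,\mathrm{diag}(s_1,\dots,s_d)\,W$. The function $z\mapsto p(V\,\mathrm{diag}(z_1,\dots,z_d)\,W)$ is a polynomial in $z$ that vanishes whenever $|z_1|=\dots=|z_d|=1$,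 because then the argument is unitary. Its coefficients are Fourier coefficients of its restriction to this torus, so they are all zero. Hence $p(A)=0$.

**Proof of (ii): an alternating sum over exchanges.** Let $r=\{a_1,\dots,a_k\}$. Since $n\ge2k$, choose distinct $b_1,\dots,b_k\notin r$. For $S\subset[k]$ let $r_S$ be $r$ with $a_i$ replaced by $b_i$ for each $i\in S$. Expanding the product on the right, with $S$ the set of factors in which the second term is taken, gives
$$\sum_{S\subset[k]}(-1)^{|S|}v_{r_S}(A)=\bigotimes_{i=1}^k\Big(|A\rangle\rangle_{a_i}|I\rangle\rangle_{b_i}-|I\rangle\rangle_{a_i}|A\rangle\rangle_{b_i}\Big)\otimes\bigotimes_{\rm other\ sites}|I\rangle\rangle .$$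
If $A$ is replaced by $A-cI$, each factor changes by $-c|I\rangle\rangle|I\rangle\rangle+c|I\rangle\rangle|I\rangle\rangle=0$. So the right side does not change. Apply $T_r$ to the left side: for $S\ne\emptyset$ the $k$-set $r_S$ differs from $r$, and (i) kills the term, both for $A$ and for $A-cI$. Only $T_rv_r(A)$, respectively $T_rv_r(A-cI)$, survives. $\square$

We use (ii) in quadratic form. If $Tv=Tw$ with $T$ Hermitian, then $\langle v|T|v\rangle=\langle v|Tw\rangle=\langle Tv|w\rangle=\langle Tw|w\rangle=\langle w|T|w\rangle$. Hence for $n\ge2k$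
$$\langle v_r(U)|T_r|v_r(U)\rangle=\langle v_r(U-cI)|T_r|v_r(U-cI)\rangle\quad\text{for every } c\in\mathbb C. \tag{10}$$

## 6. Contractions, and the cases $d=2$ and $k=1$

**Step 1: a contraction in place of a unitary still costs at most 1.** We claim that
$$\|K\|\le1\ \Longrightarrow\ \langle v_r(K)|T_r|v_r(K)\rangle\le1. \tag{11}$$
Put $K'=\sqrt{I-K^\dagger K}$. Then $C_K=|K\rangle\rangle\langle\langle K|+|K'\rangle\rangle\langle\langle K'|$ is the Choi operator of a channel, and $|K\rangle\rangle\langle\langle K|\le C_K$. A tensor product of inequalities between positive operators is again an inequality, so $v_r(K)v_r(K)^\dagger\le C:=\bigotimes_{i\in r}C_K\otimes\bigotimes_{i\notin r}|I\rangle\rangle\langle\langle I|$, which is the Choi operator of a product of channels. With $T_r\le\Theta$ we get $\langle v_r(K)|T_r|v_r(K)\rangle\le\mathrm{Tr}(\Theta\, v_r(K)v_r(K)^\dagger)\le\mathrm{Tr}(\Theta C)=1$.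

**Step 2: proof of Theorem 2, by the best choice of $c$.** Fix $U$ and let $c$ attain the minimum in $R=R(U)$. If $R=0$, then $U=cI$ and by Lemma 1(ii) $T_rv_r(U)=T_rv_r(0)=0$. If $R>0$, put $K=(U-cI)/R$, so $\|K\|\le 1$ and $v_r(U-cI)=R^kv_r(K)$. By (10) and (11), $\langle v_r(U)|T_r|v_r(U)\rangle=R^{2k}\langle v_r(K)|T_r|v_r(K)\rangle\le R^{2k}$. The function $R$ is continuous, so we may integrate over $U$: $\mathrm{Tr}(T_r\Omega_r)\le\int R^{2k}dU$ for each $r$. Average over $r$. $\square$

**Step 3: proof of Theorem 1(a) for $d=2$.** If $U\in\mathrm{SU}(2)$ has eigenvalues $e^{\pm i\theta}$, then $R^2=\sin^2\theta=1-\frac{|2\cos\theta|^2}4=g$. So Theorem 2 reads $P_{\rm opt}\le\int g^k\,dU=P_s(k,2)$, and the local strategy attains this value. $\square$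

**Step 4: proof of Theorem 1(a) for $k=1$.** This is the computation of Section 4 with $n$ devices. By (10) with $c=t/d$ and by (9),
$$\mathrm{Tr}(T_r\Omega_r)=\int\langle v_r(U_0)|T_r|v_r(U_0)\rangle\,dU=\frac1{d^2}\sum_{a\ne0}\langle v_r(W_a)|T_r|v_r(W_a)\rangle\le\frac{d^2-1}{d^2}=P_s(1,d). \qquad\square$$

## 7. Why the $k=1$ argument stops at $k=2$, $d\ge3$

It is natural to try the last proof again for $k=2$. Equation (10) still reduces everything to
$$\tilde\Omega=\int|U_0\otimes U_0\rangle\rangle\langle\langle U_0\otimes U_0|\,dU$$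
on the two anomalous sites. The proof for $k=1$ worked because the averaged operator in (9) is a positive combination of projectors onto Choi vectors of *unitaries*, with total weight $P_s(1,d)$. So we want
$$\tilde\Omega=\sum_ip_i|X_i\rangle\rangle\langle\langle X_i|,\qquad p_i\ge0,\quad X_i\text{ unitary on }\mathbb C^d\otimes\mathbb C^d,\quad\sum_ip_i=P_s(2,d).$$
Take the partial trace over the outputs. By (1) the right side becomes $\sum_ip_i\,I$, and the left side becomes $G^T$, where
$$G=\int(U_0^\dagger U_0)^{\otimes2}\,dU. \tag{12}$$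
So the plan requires $G$ to be scalar. Let us compute it. Substituting $U\to VUV^\dagger$ shows that $G$ commutes with all $V\otimes V$, so $G=\gamma I+b(F-\frac1dI)$. By (8) and (3), $\gamma=\frac1{d^2}\int(dg)^2dU=P_s(2,d)$, and
$$b(d^2-1)=\int\Big[\mathrm{tr}(U_0^\dagger U_0)^2-\tfrac1d(\mathrm{tr}\,U_0^\dagger U_0)^2\Big]dU .$$
The bracket is the squared Hilbert–Schmidt norm of the traceless part of $U_0^\dagger U_0$, which by (3) is $-\frac1d$ times the traceless part of $\bar tU+tU^\dagger$. Now $\mathrm{tr}(\bar tU+tU^\dagger)=2|t|^2$ and $\mathrm{tr}(\bar tU+tU^\dagger)^2=2d|t|^2+2\mathrm{Re}(\bar t^{\,2}\mathrm{tr}\,U^2)$. With (7),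
$$b(d^2-1)=\frac1{d^2}\int\Big[2d|t|^2+2\mathrm{Re}(\bar t^{\,2}\mathrm{tr}\,U^2)-\tfrac{4|t|^4}d\Big]dU=\frac1{d^2}\Big(2d-\frac8d\Big)=\frac{2(d^2-4)}{d^3}.$$
Therefore
$$G=P_s(2,d)\,I+b\big(F-\tfrac1dI\big),\qquad b=\frac{2(d^2-4)}{d^3(d^2-1)}. \tag{13}$$
For $d=2$ we have $b=0$; indeed, for $U\in\mathrm{SU}(2)$ the matrix $U_0$ is a multiple of a unitary. For $d\ge3$ we have $b>0$, and the desired decomposition does not exist. If we allow contractions $X_i$, then $G^T\le(\sum_ip_i)I$, and $F-\frac1dI$ has top eigenvalue $1-\frac1d$, so the total weight is at least $P_s(2,d)+b(1-\frac1d)>P_s(2,d)$. The method cannot reach $P_s(2,d)$.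

The obstruction has a concrete meaning. It is there because $U_0^\dagger U_0$ is not a multiple of $I$: some inputs reveal the given $U$ more easily than others. And since $U$ is the same on both anomalous devices, an input direction that did well on the first device should do well on the second. The local test, at the moment when it raises a flag, holds the reference system of that device and throws it away. This reference carries information about the good direction.

## 8. An adaptive protocol that beats the local strategy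

Let $d\ge3$, $k\ge2$, $n\ge2k$. Fix an orthonormal basis $\{|j\rangle\}$ of $\mathbb C^d$ and $\epsilon\in[0,1]$, and put $\rho_j=(1-\epsilon)\frac1dI+\epsilon|j\rangle\langle j|$. Use the devices one after another:

1. Until the first flag, use the local test (input $|\Phi\rangle$, measurement $\{|\Phi\rangle\langle\Phi|,\Pi_1\}$, flag on $\Pi_1$).
2. At the first flag, measure the reference (second factor) of that device in $\{|j\rangle\}$, with outcome $j$.
3. Until the second flag, feed each next device with the unit vector $|\psi_j\rangle=|\sqrt{\rho_j}\rangle\rangle$, measure $\{|\psi_j\rangle\langle\psi_j|,\,I-|\psi_j\rangle\langle\psi_j|\}$, and flag on the second outcome.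
4. After the second flag, use the local test for all remaining devices.
5. If exactly $k$ devices are flagged, output the flagged set. Otherwise the result is inconclusive.

**Step 1: the protocol has zero error.** A normal device returns its input state unchanged, so it is never flagged. The flagged set is contained in $r$, and if it has $k$ elements it is $r$. Each device is used once.

**Step 2: the probability of the first flag with outcome $j$.** For an anomalous device, the state after the projection $\Pi_1$ is the unnormalized vector $d^{-1/2}|U_0\rangle\rangle=d^{-1/2}\sum_iU_0|i\rangle|i\rangle$. Finding the reference in $|j\rangle$ leaves $d^{-1/2}U_0|j\rangle$. So the joint probability of "flag and $j$" is $A_j/d$ with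
$$A_j=\langle j|U_0^\dagger U_0|j\rangle=1-\tfrac2d\mathrm{Re}(\bar tU_{jj})+\tfrac{|t|^2}{d^2},\qquad\frac1d\sum_jA_j=g, \tag{14}$$
where we used (3).

**Step 3: the probability of the second flag.** By (1), $\langle\langle\sqrt{\rho_j}|(U\otimes I)|\sqrt{\rho_j}\rangle\rangle=\mathrm{tr}\,\rho_jU=\frac td+\epsilon(U_{jj}-\frac td)$, so an anomalous device is flagged in item 3 with probability $1-|\mathrm{tr}\,\rho_jU|^2$. Put $B_j=|U_{jj}-\frac td|^2$. From (14),
$$\tfrac2d\mathrm{Re}\,\bar t\big(U_{jj}-\tfrac td\big)=\tfrac2d\mathrm{Re}(\bar tU_{jj})-\tfrac{2|t|^2}{d^2}=g-A_j, \tag{15}$$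
and $|t|^2/d^2=1-g$. Therefore $|\mathrm{tr}\,\rho_jU|^2=(1-g)+\epsilon(g-A_j)+\epsilon^2B_j$, and the flag probability is
$$g+\epsilon(A_j-g)-\epsilon^2B_j .$$
To first order in $\epsilon$, the second device is flagged more often exactly when $A_j>g$, that is, when the direction $j$ was better than average on the first device.

**Step 4: the success probability.** The protocol succeeds exactly when all $k$ anomalous devices are flagged. Then the first flag is at the first anomalous device and the second flag at the second one, and each of the other $k-2$ anomalous devices meets the local test, which flags it with probability $g$. So for every $r$ and every $n$ the success probability is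
$$\int g^{k-2}\sum_j\frac{A_j}d\Big[g+\epsilon(A_j-g)-\epsilon^2B_j\Big]dU=P_s(k,d)+\epsilon V_k-\epsilon^2W_k, \tag{16}$$
$$V_k=\int g^{k-2}\,\frac1d\sum_j(A_j-g)^2\,dU,\qquad W_k=\int g^{k-2}\,\frac1d\sum_jA_jB_j\,dU<\infty .$$
The zeroth-order term is $\int g^{k-2}\cdot g\cdot g\,dU$. In the first-order term we used $\frac1d\sum_jA_j(A_j-g)=\frac1d\sum_j(A_j-g)^2$, which holds because $\frac1d\sum_j(A_j-g)=0$. This is the point of the protocol: the linear coefficient is a variance, so it cannot be negative.

**Step 5: $V_k>0$ for $d\ge3$.** The integrand of $V_k$ is continuous, nonnegative, and invariant under $U\to e^{i\alpha}U$. Evaluate it at $U=\mathrm{diag}(-1,1,\dots,1)$, multiplied by a phase that makes the determinant $1$; by the invariance we may compute without the phase. Then $t=d-2$, $g=1-\frac{(d-2)^2}{d^2}>0$, and by (15)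
$$A_1-g=-\tfrac2d\Big[(d-2)\Big(-1-\tfrac{d-2}d\Big)\Big]=\tfrac{2(d-2)}d\Big(1+\tfrac{d-2}d\Big)>0 .$$
So the integrand is positive at a point of $\mathrm{SU}(d)$, hence on a neighborhood of it, and Haar measure has full support. Thus $V_k>0$. Choose $\epsilon\in(0,1]$ with $\epsilon W_k<V_k$. Then (16) exceeds $P_s(k,d)$, which proves the first part of Theorem 1(b) and disproves the conjecture for all $d\ge3$, $k\ge2$, $n\ge2k$. $\square$

*Remark ($d=2$).* For $U\in\mathrm{SU}(2)$ the trace $t$ is real and $U_{jj}-\frac t2$ is purely imaginary, so (15) gives $A_j=g$ for all $U$ and $V_k=0$. This agrees with Theorem 1(a).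

## 9. The size of the gain for $k=2$

We compute $V_2$ and $W_2$ and then choose the best $\epsilon$.

**Step 1: a formula for fourth moments.** In (6) put $X=A\otimes B$, $Y=C\otimes D$. Use $\mathrm{tr}\,F(P\otimes Q)=\mathrm{tr}\,PQ$ and $F(A\otimes B)F=B\otimes A$. Then
$$\mathrm{tr}(P_\pm XP_\pm Y^\dagger)=\tfrac14\big[\mathrm{tr}XY^\dagger+\mathrm{tr}\,FXFY^\dagger\pm(\mathrm{tr}\,FXY^\dagger+\mathrm{tr}\,XFY^\dagger)\big],$$
with $\mathrm{tr}XY^\dagger=\mathrm{tr}AC^\dagger\,\mathrm{tr}BD^\dagger$, $\mathrm{tr}\,FXFY^\dagger=\mathrm{tr}AD^\dagger\,\mathrm{tr}BC^\dagger$, $\mathrm{tr}\,FXY^\dagger=\mathrm{tr}AC^\dagger BD^\dagger$, $\mathrm{tr}\,XFY^\dagger=\mathrm{tr}\,F(C^\dagger A\otimes D^\dagger B)=\mathrm{tr}AD^\dagger BC^\dagger$. Since $\frac1{d_+}+\frac1{d_-}=\frac4{d^2-1}$ and $\frac1{d_+}-\frac1{d_-}=-\frac4{d(d^2-1)}$, we obtain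
$$\int\mathrm{tr}(AU)\mathrm{tr}(BU)\overline{\mathrm{tr}(CU)\mathrm{tr}(DU)}\,dU=\frac{\mathrm{tr}AC^\dagger\mathrm{tr}BD^\dagger+\mathrm{tr}AD^\dagger\mathrm{tr}BC^\dagger}{d^2-1}-\frac{\mathrm{tr}AC^\dagger BD^\dagger+\mathrm{tr}AD^\dagger BC^\dagger}{d(d^2-1)}. \tag{17}$$
This is the second-moment Weingarten formula (Collins–Śniady, Commun. Math. Phys. 264 (2006) 773).

**Step 2: the integrals needed.** Let $\delta=|1\rangle\langle1|-\frac1dI$. It has eigenvalue $1-\frac1d$ once and $-\frac1d$ with multiplicity $d-1$, so $\mathrm{tr}\,\delta=0$, $\mathrm{tr}\,\delta^2=\frac{d-1}d$, and $\mathrm{tr}\,\delta^3=\frac{(d-1)^3-(d-1)}{d^3}=\frac{(d-1)(d-2)}{d^2}$. Put $u=\mathrm{tr}\,\delta U=U_{11}-\frac td$. Degree-one Schur orthogonality gives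
$$\int|u|^2dU=\frac{\mathrm{tr}\,\delta^2}d=\frac{d-1}{d^2}.$$
Formula (17) with $(A,B,C,D)=(I,\delta,I,\delta)$, $(\delta,\delta,I,\delta)$, $(\delta,\delta,I,I)$ gives in turn
$$J_1=\int|t|^2|u|^2dU=\mathrm{tr}\,\delta^2\Big[\frac d{d^2-1}-\frac2{d(d^2-1)}\Big]=\frac{d^2-2}{d^2(d+1)},$$
$$J_2=\int\bar t\,u\,|u|^2dU=-\frac{2\,\mathrm{tr}\,\delta^3}{d(d^2-1)}=-\frac{2(d-2)}{d^3(d+1)},\qquad J_3=\int\bar t^{\,2}u^2dU=-\frac{2\,\mathrm{tr}\,\delta^2}{d(d^2-1)}=-\frac2{d^2(d+1)}.$$

**Step 3: $V_2$ and $W_2$.** Haar measure is invariant under conjugation by permutation matrices (a phase makes them special unitary, and conjugation does not see it), so all $j$ contribute equally. By (15), $A_1-g=-\frac2d\mathrm{Re}(\bar tu)$, and $B_1=|u|^2$. With $(\mathrm{Re}\,z)^2=\frac12(|z|^2+\mathrm{Re}\,z^2)$,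
$$V_2=\int(A_1-g)^2dU=\frac2{d^2}(J_1+J_3)=\frac{2(d^2-4)}{d^4(d+1)} .$$
As a check, $V_2=\int A_1^2dU-\int g^2dU=\langle11|G|11\rangle-P_s(2,d)=b(1-\frac1d)$ by (13), and $\frac{2(d^2-4)}{d^3(d^2-1)}\cdot\frac{d-1}d$ is the same number. Next, writing $A_1=1-\frac{|t|^2}{d^2}-\frac2d\mathrm{Re}(\bar tu)$,
$$W_2=\int A_1|u|^2dU=\int|u|^2dU-\frac{J_1}{d^2}-\frac2dJ_2=\frac{d^2(d^2-1)-(d^2-2)+4(d-2)}{d^4(d+1)}=\frac{d^4-2d^2+4d-6}{d^4(d+1)} .$$

**Step 4: the best $\epsilon$.** The gain $\epsilon V_2-\epsilon^2W_2$ is largest at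
$$\epsilon=\frac{V_2}{2W_2}=\frac{d^2-4}{d^4-2d^2+4d-6},$$
which lies in $(0,1)$ for $d\ge3$, because the denominator minus the numerator is $d^2(d^2-3)+4d-2>0$. The gain is
$$\frac{V_2^2}{4W_2}=\frac{(d^2-4)^2}{d^4(d+1)(d^4-2d^2+4d-6)} .$$
For $d=3$ it is $\frac{25}{81\cdot4\cdot69}=\frac{25}{22356}$, and $P_s(2,3)=\frac{65}{81}$. This completes Theorem 1(b). $\square$

## 10. Fewer than $2k$ devices

Let $k\le n<2k$ and $q=n-k$, so $0\le q<k$. The exchange argument of Lemma 1(ii) has too few normal devices. We show that the local strategy then really loses something, already with the same input states.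

**Example: $n=3$, $k=2$.** Here $q=1$. Feed $|\Phi\rangle$ everywhere and suppose that only one site is found orthogonal to $\Phi$, with the position not read. Under the hypothesis $r$ the position register is in the state $e_{12}=|1\rangle+|2\rangle$, $e_{13}=|1\rangle+|3\rangle$ or $e_{23}=|2\rangle+|3\rangle$, up to a factor. These are linearly independent, so they can be unambiguously discriminated; for example, $f_{12}=\frac12(|1\rangle+|2\rangle-|3\rangle)$ has inner product $1$ with $e_{12}$ and $0$ with the other two. The local strategy declares this event inconclusive.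

**Step 1: the inclusion vectors are independent.** For a $k$-set $r$ let $e_r=\sum_{T\subset r,\,|T|=q}|T\rangle\in\mathbb C^{\binom nq}$, where the basis is indexed by $q$-subsets of $[n]$. We claim that the $e_r$ form a basis. This is the nonsingularity of the inclusion matrix of $q$-subsets versus $(n-q)$-subsets (Gottlieb, Proc. AMS 17 (1966) 1233); here is a direct argument. For $|S|\le q$ put $h_S=\sum_{T\cap S=\emptyset}|T\rangle$. If $|S|=q$, then $h_S=e_{[n]\setminus S}$, because $|[n]\setminus S|=k$. If $|S|<q$, sum $h_{S'}$ over all $S'\supset S$ with $|S'|=q$. The coefficient of $|T\rangle$ is $0$ if $T\cap S\neq\emptyset$, and otherwise it is the number of ways to choose $q-|S|$ elements outside $S\cup T$, namely $\binom{n-q-|S|}{q-|S|}$, which is positive since $n>2q$. So $h_S$ lies in the span of the $e_r$ for all $|S|\le q$. Finally, for a $q$-set $T_0$,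
$$\sum_{S\subset T_0}(-1)^{|S|}h_S=\sum_T|T\rangle\sum_{S\subset T_0\setminus T}(-1)^{|S|}=|T_0\rangle,$$
because the inner sum is $0$ unless $T_0\setminus T=\emptyset$, that is, $T=T_0$. So the $e_r$ span $\mathbb C^{\binom nq}$, and there are $\binom nk=\binom nq$ of them.

**Step 2: a better protocol.** Feed $|\Phi\rangle$ to every device. Write $(U\otimes I)|\Phi\rangle=\alpha|\Phi\rangle+|\eta\rangle$ with $\alpha=\frac td$, $\eta\perp\Phi$, $\|\eta\|^2=g$. Measure only the number $j$ of sites orthogonal to $\Phi$. If $j=k$, read the positions and output them; this is the local strategy, and it is correct. If $j=q$, the unnormalized state is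
$$\alpha^{k-q}\sum_{T\subset r,\,|T|=q}\eta^{\otimes T}\otimes\Phi^{\otimes T^c}.$$
The subspace $\bigoplus_T(\Phi^\perp)^{\otimes T}\otimes\Phi^{\otimes T^c}$ is identified with $\mathbb C^{\binom nq}\otimes(\Phi^\perp)^{\otimes q}$ by listing the sites of $T$ in increasing order, and the state becomes $\alpha^{k-q}e_r\otimes\eta^{\otimes q}$. Let $f_r$ be the dual basis, $\langle f_r|e_s\rangle=\delta_{rs}$. For small $c>0$ the operators $c|f_r\rangle\langle f_r|\otimes I$ have sum at most $I$; complete them by an inconclusive outcome. On hypothesis $s$ the outcome $r\ne s$ has probability $0$, so there are no errors. All other values of $j$ are declared inconclusive.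

**Step 3: the gain.** The outcome $j=q$ adds the success probability $c\int|\alpha|^{2(k-q)}g^q\,dU$. The integrand is continuous and nonnegative, and it is positive at $U=\mathrm{diag}(e^{i\theta},e^{-i\theta},1,\dots,1)$ for small $\theta\ne0$, where $t\ne0$ and $g>0$. So the integral is positive, and the local strategy is strictly suboptimal. For $n\ge2k$, Theorem 1 says that it is optimal exactly when $d=2$ or $k=1$; this gives the classification in Theorem 3. $\square$

## 11. Parallel testers for $k=2$: an operator inequality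

The rest of the notes proves Theorem 4. For $d=2$ it is contained in Theorem 1(a), since the local strategy is parallel. Let $d\ge3$, $k=2$, $n\ge4$, $N=\binom n2$.

The plan is duality. If $Y\ge0$ satisfies $\mathrm{Tr}_{\rm out}Y=P_s(2,d)\,I$, and if every zero-error tester has success probability $\sum_r\mathrm{Tr}(T_rY)$, then for a parallel tester this is at most $\mathrm{Tr}((I\otimes\sigma)Y)=P_s(2,d)$. The first candidate, $\frac1N\sum_r\tilde\Omega_r$ with $\tilde\Omega_r=\int v_r(U_0)v_r(U_0)^\dagger dU$, has by (13) the unwanted marginal $\frac bN\sum_{i<j}(F_{ij}-\frac1dI)$. But by Lemma 1(i) a zero-error tester does not see any cross term $v_r(W)v_s(W)^\dagger$ with $r\ne s$. So we may subtract such terms to repair the marginal, as long as $Y\ge0$ survives. This section proves the inequality that keeps $Y\ge0$.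

We identify $M_d\otimes M_d$ with its Choi vectors; the inner product is Hilbert–Schmidt. Let $\mathfrak{sl}_d\subset M_d$ be the traceless matrices. Then $\mathrm{Sym}^2(M_d)$ is the set of $X\in M_d\otimes M_d$ with $FXF=X$, and $\mathrm{Sym}^2(\mathfrak{sl}_d)=\mathrm{Sym}^2(M_d)\cap(\mathfrak{sl}_d\otimes\mathfrak{sl}_d)$. *Example:* $F-\frac1dI$ belongs to $\mathrm{Sym}^2(\mathfrak{sl}_d)$, since both its partial traces are $I-I=0$.

Let $D=\mathrm{diag}(1,\omega,\dots,\omega^{d-1})$ with $\omega=e^{2\pi i/d}$, let $W=VDV^\dagger$, and define on $\mathrm{Sym}^2(\mathfrak{sl}_d)$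
$$\tilde\Omega=\int|U_0\otimes U_0\rangle\rangle\langle\langle U_0\otimes U_0|\,dU,\qquad M=\int|W\otimes W\rangle\rangle\langle\langle W\otimes W|\,dV,\qquad\kappa=\frac{2(d^2-4)}{d^4}.$$
Every $W$ is unitary, and $\mathrm{tr}\,W=\mathrm{tr}\,W^2=0$; the second equality uses $\omega^2\ne1$, i.e. $d\ge3$.

**Lemma 2.** $\tilde\Omega\ge\kappa M$ on $\mathrm{Sym}^2(\mathfrak{sl}_d)$.

**Step 1: bound $\tilde\Omega$ from below by a multiple of the identity.** Let $X\in\mathrm{Sym}^2(\mathfrak{sl}_d)$. It commutes with $F$, so $X=X_+\oplus X_-$ on $\mathrm{Sym}^2\mathbb C^d\oplus\Lambda^2\mathbb C^d$. It is orthogonal to all $I\otimes A$ and $A\otimes I$, so $\mathrm{tr}\,X^\dagger(U_0\otimes U_0)=\mathrm{tr}\,X^\dagger(U\otimes U)$. By (6),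
$$\langle X|\tilde\Omega|X\rangle=\int|\mathrm{tr}\,X^\dagger U^{\otimes2}|^2dU=\frac{\|X_+\|^2}{d_+}+\frac{\|X_-\|^2}{d_-}\ge\frac{\|X\|^2}{d_+} .$$
So it suffices to show
$$\kappa M\le\frac1{d_+}=\frac2{d(d+1)}. \tag{18}$$

**Step 2: decompose the space so that $M$ becomes a list of scalars.** The group $\mathrm{SU}(d)$ acts on $M_d\otimes M_d$ by conjugation with $V\otimes V$, and $M$ commutes with this action. An element of $\mathrm{Sym}^2(M_d)$ commutes with $F$, so
$$\mathrm{Sym}^2(M_d)=\mathrm{End}(\mathrm{Sym}^2\mathbb C^d)\oplus\mathrm{End}(\Lambda^2\mathbb C^d).$$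
For a representation $E$, the commutant of the conjugation action on $\mathrm{End}(E)$ has dimension $\int|\chi_E|^4dU$, the same as the commutant on $E\otimes E$. By Pieri's rule, $\mathrm{Sym}^2\otimes\mathrm{Sym}^2=S_{(4)}\oplus S_{(3,1)}\oplus S_{(2,2)}$ and $\Lambda^2\otimes\Lambda^2=S_{(2,2)}\oplus S_{(2,1,1)}\oplus S_{(1,1,1,1)}$, sums of distinct irreducibles, where the last one is zero for $d=3$. So the commutant dimension is $3$ for $\mathrm{End}(\mathrm{Sym}^2\mathbb C^d)$, and for $\mathrm{End}(\Lambda^2\mathbb C^d)$ it is $3$ if $d\ge4$ and $2$ if $d=3$. A commutant of dimension $m\le3$ means exactly $m$ distinct irreducible components, each with multiplicity one. Two of them are known in each case: the scalars (trivial representation, written $1$), and the image of $\mathfrak{sl}_d$ (the irreducible adjoint representation, written $\mathrm{ad}$) under $B\mapsto P_\pm(B\otimes I+I\otimes B)P_\pm$. This map is nonzero: for $B=\mathrm{diag}(1,-1,0,\dots)$ the operator has eigenvalue $2$ on $|1\rangle|1\rangle$ and eigenvalue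 $1$ on $|1\rangle|3\rangle-|3\rangle|1\rangle$. Hence
$$\mathrm{End}(\mathrm{Sym}^2\mathbb C^d)=1\oplus\mathrm{ad}\oplus V_+,\qquad\mathrm{End}(\Lambda^2\mathbb C^d)=1\oplus\mathrm{ad}\oplus V_-,$$
with $V_\pm$ irreducible of dimension $d_\pm^2-d^2$, and $V_-=0$ if $d=3$. On the other hand, from $M_d=\mathbb CI\oplus\mathfrak{sl}_d$ we get $\mathrm{Sym}^2(M_d)=1\oplus\mathrm{ad}\oplus\mathrm{Sym}^2(\mathfrak{sl}_d)$. Comparing,
$$\mathrm{Sym}^2(\mathfrak{sl}_d)=1\oplus\mathrm{ad}\oplus V_+\oplus V_- .$$
The four components are pairwise inequivalent, since they have different dimensions: $\dim V_+>\dim V_-$; for $d=3$ the dimensions are $1,8,27$ (with sum $36=\binom92$, as it should be); for $d=4$ they are $1,15,84,20$; and for $d\ge5$, $\dim V_-=d^2\frac{(d+1)(d-3)}4\ge3d^2$.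

So $M$ acts on each component $\lambda$ as a scalar $m_\lambda$. Its trace there is $\int\|P_\lambda(W\otimes W)\|^2dV=\|P_\lambda(D\otimes D)\|^2$, since the orthogonal projection $P_\lambda$ is equivariant. Thus
$$m_\lambda=\frac{\|P_\lambda(D\otimes D)\|^2}{\dim\lambda},\qquad\sum_\lambda\|P_\lambda(D\otimes D)\|^2=\|D\otimes D\|^2=d^2 .$$

**Step 3: the trivial component.** It is spanned by $F-\frac1dI$, and $\mathrm{tr}\,(F-\frac1dI)(W\otimes W)=\mathrm{tr}\,W^2-\frac1d(\mathrm{tr}\,W)^2=0$. So $m_1=0$. This is the reason for choosing $D$ with $\mathrm{tr}\,D^2=0$.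

**Step 4: the adjoint component.** We need the length of the projection of $W\otimes W$ to $\mathrm{ad}$, and we measure it with an equivariant map to $\mathfrak{sl}_d$:
$$m(A\otimes A')=\tfrac12(AA'+A'A)-\tfrac1d\mathrm{tr}(AA')\,I,\qquad m:\mathrm{Sym}^2(\mathfrak{sl}_d)\to\mathfrak{sl}_d .$$
By Schur's lemma, $m$ vanishes on the other components, and $mm^\dagger=\mu I$ for a number $\mu$. To find $\mu$, let $B\in\mathfrak{sl}_d$ and $K_B=\frac12F(I\otimes B+B\otimes I)$, so $K_B^\dagger=\frac12(I\otimes B^\dagger+B^\dagger\otimes I)F$. From $\mathrm{tr}\,F(P\otimes Q)=\mathrm{tr}\,PQ$,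
$$\mathrm{tr}\,K_B^\dagger(A\otimes A')=\tfrac12\mathrm{tr}\,B^\dagger(AA'+A'A), \tag{19}$$
and for $A,A'\in\mathfrak{sl}_d$ this extends linearly to $\langle B|m(\cdot)\rangle$, because $\mathrm{tr}\,B^\dagger=0$. Since $FK_BF=K_B$, the vector $m^\dagger(B)$ is the projection of $K_B$ onto $\mathfrak{sl}_d\otimes\mathfrak{sl}_d$. We compute its norm by subtraction:

* $\|K_B\|^2=\frac14\mathrm{tr}\,(I\otimes B^\dagger+B^\dagger\otimes I)(I\otimes B+B\otimes I)=\frac14(2d\|B\|^2+2|\mathrm{tr}\,B|^2)=\frac d2\|B\|^2$.
* Identity (19) holds for all $A,A'\in M_d$. For $C\in\mathfrak{sl}_d$ it gives $\mathrm{tr}\,K_B^\dagger(I\otimes C)=\mathrm{tr}\,B^\dagger C$. As $\|I\otimes C\|^2=d\|C\|^2$, the component of $K_B$ along $I\otimes\mathfrak{sl}_d$ has squared norm $\frac1d\|B\|^2$. The same holds for $\mathfrak{sl}_d\otimes I$.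
* The component along $I\otimes I$ vanishes, since $\mathrm{tr}\,K_B^\dagger=\mathrm{tr}\,B^\dagger=0$.

So $\mu=\frac d2-\frac2d=\frac{d^2-4}{2d}$. On the component $\mathrm{ad}$ the map $m$ is $\sqrt\mu$ times an isometry, hence
$$\|P_{\rm ad}(W\otimes W)\|^2=\frac{\|m(W\otimes W)\|^2}\mu=\frac{\|W^2\|^2}\mu=\frac d\mu=\frac{2d^2}{d^2-4},$$
where $m(W\otimes W)=W^2$ by $\mathrm{tr}\,W^2=0$. Dividing by $\dim\mathrm{ad}=d^2-1$,
$$\kappa\,m_{\rm ad}=\frac{2(d^2-4)}{d^4}\cdot\frac{2d^2}{(d^2-4)(d^2-1)}=\frac4{d^2(d^2-1)}\le\frac2{d(d+1)},$$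
because the last inequality says $2\le d(d-1)$.

**Step 5: the components $V_\pm$.** Here the crude bound $\|P_\lambda(D\otimes D)\|^2\le d^2$ is enough. For $d\ge4$ both dimensions are at least $d_-^2-d^2=\frac{d^2(d+1)(d-3)}4$, so
$$\kappa\,m_\lambda\le\frac{2(d^2-4)}{d^4}\cdot\frac4{(d+1)(d-3)}=\frac{8(d^2-4)}{d^4(d+1)(d-3)}\le\frac2{d(d+1)},$$
where the last step holds because $4(d^2-4)\le4d^2\le d^3\le d^3(d-3)$. For $d=3$ there is only $V_+$, with $\dim V_+=27$, and $\kappa\,m_{V_+}\le\frac{10}{81}\cdot\frac9{27}=\frac{10}{243}<\frac16=\frac2{d(d+1)}$.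

All four scalars satisfy (18), which proves Lemma 2. $\square$

## 12. Parallel testers for $k=2$: the dual operator

Put
$$x=\frac\kappa{2(n-2)},\qquad R_{rs}=\int v_r(W)v_s(W)^\dagger\,dV,\qquad Y=\frac1N\Big[\sum_r\tilde\Omega_r-x\sum_{|r\cap s|=1}R_{rs}\Big],$$
where the second sum runs over ordered pairs $(r,s)$ of $2$-subsets. Since $R_{sr}=R_{rs}^\dagger$, $Y$ is Hermitian.

**Step 1: $Y\ge0$.** We transport the question to $\mathbb C^N\otimes\mathrm{Sym}^2(\mathfrak{sl}_d)$. Define
$$\iota:\ |r\rangle\otimes w\ \mapsto\ w_r\otimes\bigotimes_{i\notin r}|I\rangle\rangle_i ,$$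
where $w_r$ is $w$ placed on the two sites of $r$ (their order does not matter, as $w$ is symmetric). If $r\ne s$, there is a site in $r$ and not in $s$, where the first image is traceless and the second is $|I\rangle\rangle$; so the images are orthogonal. The $n-2$ factors $|I\rangle\rangle$ have squared norm $d$ each, so $\iota$ is $d^{(n-2)/2}$ times an isometry. Since $\iota(|r\rangle\otimes|U_0\otimes U_0\rangle\rangle)=v_r(U_0)$, and likewise for $W$,
$$Y=\iota\;\frac1N\big(I\otimes\tilde\Omega-x\,\mathrm{Adj}\otimes M\big)\;\iota^\dagger ,$$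
where $\mathrm{Adj}$ is the adjacency matrix of the graph on $2$-subsets with $r\sim s$ if $|r\cap s|=1$. This graph is regular of valency $2(n-2)$: choose which element of $r$ to keep and which of the $n-2$ outside elements to add. So $\mathrm{Adj}\le2(n-2)I$, and as $M\ge0$,
$$I\otimes\tilde\Omega-x\,\mathrm{Adj}\otimes M\ \ge\ I\otimes\big(\tilde\Omega-2(n-2)x\,M\big)=I\otimes(\tilde\Omega-\kappa M)\ \ge\ 0$$
by Lemma 2. Hence $Y\ge0$.

**Step 2: $\mathrm{Tr}_{\rm out}Y=P_s(2,d)\,I$.** We use (1) and the fact that $F^T=F$. First, $\mathrm{Tr}_{\rm out}\tilde\Omega_r=G^T$ on the inputs of $r$, tensored with $I$ elsewhere. By (13) this is $P_s(2,d)\,I+b(F_r-\frac1dI)$.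

Next let $r=\{l,i\}$, $s=\{l,j\}$. In $v_r(W)v_s(W)^\dagger$ the site $l$ carries $|W\rangle\rangle\langle\langle W|$, the site $i$ carries $|W\rangle\rangle\langle\langle I|$, the site $j$ carries $|I\rangle\rangle\langle\langle W|$, and every other site carries $|I\rangle\rangle\langle\langle I|$. The partial traces are $(W^\dagger W)^T=I$, $W^T$, $(W^\dagger)^T$ and $I$. The operator $\int W\otimes W^\dagger dV$ commutes with all $V\otimes V$, has trace $|\mathrm{tr}\,D|^2=0$, and its product with $F$ has trace $\mathrm{tr}\,WW^\dagger=d$. So by (8)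
$$\mathrm{Tr}_{\rm out}R_{rs}=\beta\big(F_{ij}-\tfrac1dI\big),\qquad\beta=\frac d{d^2-1}.$$
A given pair $\{i,j\}$ arises from $2(n-2)$ ordered pairs $(r,s)$: there are $n-2$ choices of $l$ and two orders. Therefore
$$\mathrm{Tr}_{\rm out}Y=P_s(2,d)\,I+\frac1N\sum_{i<j}\big(b-2(n-2)x\beta\big)\big(F_{ij}-\tfrac1dI\big)=P_s(2,d)\,I,$$
because $2(n-2)x\beta=\kappa\beta$ and $\frac b\beta=\frac{2(d^2-4)}{d^3(d^2-1)}\cdot\frac{d^2-1}d=\kappa$.

**Step 3: the bound.** Let $(T_r,T_?)$ be a zero-error parallel tester, $\Theta=I\otimes\sigma$. We evaluate $\mathrm{Tr}(T_rY)$ term by term. By Lemma 1(i), $T_r$ annihilates $v_s(A)$ for all $s\ne r$ and all $A\in M_d$. If $r'\ne s'$, at least one of them differs from $r$, so $\mathrm{Tr}(T_rR_{r's'})=\int\langle v_{s'}(W)|T_r|v_{r'}(W)\rangle dV=0$. Also $\mathrm{Tr}(T_r\tilde\Omega_s)=0$ for $s\neq r$. Since $n\ge4=2k$, (10) with $c=t/d$ gives $\mathrm{Tr}(T_r\Omega_r)=\mathrm{Tr}(T_r\tilde\Omega_r)$. So the success probability is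
$$\frac1N\sum_r\mathrm{Tr}(T_r\Omega_r)=\frac1N\sum_r\mathrm{Tr}(T_r\tilde\Omega_r)=\sum_r\mathrm{Tr}(T_rY)\le\mathrm{Tr}\big((I\otimes\sigma)Y\big)=\mathrm{tr}\big(\sigma\,\mathrm{Tr}_{\rm out}Y\big)=P_s(2,d),$$
where the inequality uses $Y\ge0$ and $\sum_rT_r\le\Theta$. The local strategy is parallel and attains $P_s(2,d)$, so it is optimal among parallel testers. For $d\ge3$ the protocol of Section 8 does strictly better, so the separation between parallel and sequential testers is strict. $\blacksquare$

The form $\Theta=I\otimes\sigma$ was used only in this last line, to replace $Y$ by its marginal. For the adaptive tester of Section 8 this replacement is not available: there the input to a later device depends on what an earlier device returned.
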